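\title{Local versus PPT discrimination of locally diagonal orthogonally invariant bases}

\begin{abstract}
A state on $\mathbb{C}^n\otimes\mathbb{C}^n$ is locally diagonal orthogonally invariant (LDOI) if it is fixed by conjugation with $O\otimes O$ for every diagonal sign matrix $O$. We ask whether the uniform ensemble over an orthonormal basis of pure LDOI states can always be discriminated by local operations and classical communication (LOCC) as well as by measurements with positive partial transpose (PPT). The answer is yes for $n=2$ and no for every $n\ge3$. For every LDOI basis we express the PPT optimum as the value of an explicit convex program in $n$ variables, show that it is attained by a separable measurement, and give a necessary and sufficient condition for LOCC to reach it. The strict upper bound for LOCC holds for any number of rounds; it comes from a separately convex function that can only increase along the protocol tree.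
\end{abstract}

\section{Introduction}\label{sec:intro}

\subsection{The question}

Alice holds $\mathcal X=\mathbb C^n$ and Bob holds $\mathcal Y=\mathbb C^n$, where $n\ge2$. A state $\rho_k$ on $\mathcal X\otimes\mathcal Y$ is prepared with probability $p_k$, and the two must guess $k$. A strategy is a POVM, that is, a family of positive semidefinite operators $M_k$ with $\sum_kM_k=I$, and it succeeds with probability $\sum_kp_k\operatorname{Tr}(M_k\rho_k)$. For the ensemble $\mathcal E=\{(p_k,\rho_k)\}_k$ and a class $\mathrm C$ of POVMs put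
\[
\operatorname{opt}_{\mathrm C}(\mathcal E)=\sup_{\{M_k\}\in\mathrm C}\ \sum_kp_k\operatorname{Tr}(M_k\rho_k).
\]
When the $\rho_k$ are the projections onto an orthonormal basis, an unrestricted measurement never fails, and $1-\operatorname{opt}_{\mathrm C}(\mathcal E)$ is the cost of the restriction to $\mathrm C$. Three classes occur below.
\begin{itemize}
\item $\mathrm{LOCC}$: measurements that Alice and Bob implement by local operations and classical communication (Section~\ref{sec:trees} gives the precise model).
\item $\mathrm{SEP}$: every $M_k$ is separable, that is, a sum of operators $A\otimes B$ with $A,B\ge0$.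
\item $\mathrm{PPT}$: every $M_k$ has positive semidefinite partial transpose $M_k^\Gamma$, where $\langle ij|M^\Gamma|kl\rangle=\langle il|M|kj\rangle$.
\end{itemize}
The elements of an LOCC measurement are separable, and $(A\otimes B)^\Gamma=A\otimes B^{T}\ge0$, so
\begin{equation}\label{eq:chain}
\operatorname{opt}_{\mathrm{LOCC}}(\mathcal E)\le\operatorname{opt}_{\mathrm{SEP}}(\mathcal E)\le\operatorname{opt}_{\mathrm{PPT}}(\mathcal E).
\end{equation}
The right-hand side is a semidefinite program, while the left-hand side is a supremum over protocols of arbitrary length. Whenever the two sides agree, the LOCC value becomes computable.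

A state $\rho$ on $\mathcal X\otimes\mathcal Y$ is \emph{locally diagonal orthogonally invariant} (LDOI) if $(O\otimes O)\rho(O\otimes O)^*=\rho$ for every diagonal matrix $O$ with diagonal entries $\pm1$. An \emph{LDOI basis} is an orthonormal basis $\phi_1,\dots,\phi_{n^2}$ of $\mathcal X\otimes\mathcal Y$ such that every $|\phi_k\rangle\langle\phi_k|$ is LDOI. From now on $\mathcal E$ is the uniform ensemble $\{(1/n^2,|\phi_k\rangle\langle\phi_k|)\}_k$ over such a basis.

The computational basis $\{|ij\rangle\}$ is LDOI, and all three optima equal $1$. For $n=2$ the Bell basis $(|11\rangle\pm|22\rangle)/\sqrt2$, $(|12\rangle\pm|21\rangle)/\sqrt2$ is LDOI, and all three optima equal $\frac12$: measuring both sides in the computational basis succeeds with probability $\frac12$, and since $|\phi_k\rangle\langle\phi_k|^\Gamma$ has eigenvalues $\pm\frac12$, a PPT element satisfies $\langle\phi_k|M_k|\phi_k\rangle=\operatorname{Tr}(M_k^\Gamma|\phi_k\rangle\langle\phi_k|^\Gamma)\le\frac12\operatorname{Tr}M_k$. In general it is known that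
\[
0\le\operatorname{opt}_{\mathrm{PPT}}(\mathcal E)-\operatorname{opt}_{\mathrm{LOCC}}(\mathcal E)\le\frac{n-2}{2n^2},
\]
and that equality of the two optima holds for a broad class of LDOI bases, including all bases with $n=2$. All this suggests that the gap might always vanish. The following question comes from Johnston and Russo~\cite{JR}.

\medskip
\noindent\textbf{Question.} Does $\operatorname{opt}_{\mathrm{LOCC}}(\mathcal E)=\operatorname{opt}_{\mathrm{PPT}}(\mathcal E)$ hold for the uniform ensemble over every LDOI basis of $\mathbb C^n\otimes\mathbb C^n$, for every $n\ge2$?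
\medskip

The answer is no, and we determine exactly which bases satisfy the equality.

\subsection{The structure of LDOI bases}

A \emph{pair} is a two-element subset $e=\{i,j\}$ of $\{1,\dots,n\}$; a quantity attached to $e$ carries the index $e$ or $ij$.

\begin{proposition}\label{prop:structure}
Up to global phases, every LDOI basis consists of
\begin{itemize}
\item $n$ \emph{vertex states} $|v_k\rangle=\sum_iU_{ki}|ii\rangle$, $1\le k\le n$, where $U$ is a unitary matrix, and
\item for each pair $e=\{i,j\}$, $i<j$, two \emph{edge states}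
\[
|\phi_e^+\rangle=a_e|ij\rangle+e^{\mathrm i\theta_e}b_e|ji\rangle,\qquad
|\phi_e^-\rangle=b_e|ij\rangle-e^{\mathrm i\theta_e}a_e|ji\rangle,
\]
where $a_e=\cos\frac{\chi_e}2$, $b_e=\sin\frac{\chi_e}2$, $\chi_e\in[0,\frac\pi2]$ and $\theta_e\in\mathbb R$.
\end{itemize}
Conversely, every such family is an LDOI basis.
\end{proposition}

\begin{proof}
If $|\phi\rangle\langle\phi|$ is LDOI, then $\phi$ is an eigenvector of $O\otimes O$ for every $O=\operatorname{diag}(o_1,\dots,o_n)$. The vector $|ij\rangle$ has eigenvalue $o_io_j$. As functions of $O$, these eigenvalues equal $1$ for $i=j$, and they are nonconstant and distinct for distinct pairs $\{i,j\}$. Hence the common eigenspaces are $H_0=\operatorname{span}\{|ii\rangle\}$ and $H_e=\operatorname{span}\{|ij\rangle,|ji\rangle\}$, and $|\phi\rangle\langle\phi|$ is LDOI exactly when $\phi$ lies in one of them. A basis all of whose vectors lie in these summands contains exactly $\dim H$ vectors of each summand $H$. An orthonormal basis of $H_e$ has the stated form with $a_e,b_e\ge0$ after a choice of phases, and exchanging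 the two vectors exchanges $a_e$ and $b_e$ (and shifts $\theta_e$ by $\pi$), so we may assume $a_e\ge b_e$.
\end{proof}

The numbers $a_e,b_e$ are the Schmidt coefficients of both edge states, and
\[
a_e^2=\tfrac12(1+\cos\chi_e),\qquad b_e^2=\tfrac12(1-\cos\chi_e),\qquad 2a_eb_e=\sin\chi_e .
\]
The pair $e$ is \emph{product} if $\chi_e=0$ and \emph{maximally entangled} if $\chi_e=\frac\pi2$. The vertex states will enter only through
\[
m_i=\max_k|U_{ki}|^2\ \ge\ \tfrac1n ,
\]
the largest squared overlap of $|ii\rangle$ with a basis vector; the inequality holds because the $i$th column of $U$ is a unit vector.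

\subsection{Results}

\begin{theorem}\label{thm:A}
Let $n\ge3$ and let $\chi\in(0,\frac\pi2)$ satisfy $\sin\chi>\frac2n$. Consider the LDOI basis with vertex states $\frac1{\sqrt n}\sum_je^{2\pi\mathrm ikj/n}|jj\rangle$ $(1\le k\le n)$, edge states $\cos\frac\chi2|12\rangle+\sin\frac\chi2|21\rangle$ and $\sin\frac\chi2|12\rangle-\cos\frac\chi2|21\rangle$, and product states $|ij\rangle$ for all other $i\ne j$. Then
\[
n^2\operatorname{opt}_{\mathrm{PPT}}(\mathcal E)=n(n-1)+r,\qquad r=\sqrt{\cos^2\chi+\big(\sin\chi-\tfrac2n\big)^2},
\]
and $\operatorname{opt}_{\mathrm{LOCC}}(\mathcal E)<\operatorname{opt}_{\mathrm{PPT}}(\mathcal E)$. Hence for every $n\ge3$ the equality fails for some LDOI basis.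
\end{theorem}

An explicit instance with $n=3$ and $\omega=e^{2\pi\mathrm i/3}$ is
\begin{equation}\label{eq:example}
\tfrac1{\sqrt3}\sum_{j}\omega^{kj}|jj\rangle\ \ (k=0,1,2),\qquad
\frac{4|12\rangle+3|21\rangle}5,\quad\frac{3|12\rangle-4|21\rangle}5,\qquad
|13\rangle,\ |31\rangle,\ |23\rangle,\ |32\rangle .
\end{equation}
Here $\cos\chi=\frac{21}{75}$, $\sin\chi=\frac{72}{75}$ and $\sin\chi-\frac23=\frac{22}{75}$, so $r=\frac{\sqrt{925}}{75}=\frac{\sqrt{37}}{15}$ and $\operatorname{opt}_{\mathrm{PPT}}=\frac19\big(6+\frac{\sqrt{37}}{15}\big)>\operatorname{opt}_{\mathrm{LOCC}}$.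

The general result involves two finite-dimensional programs. For a pair $e$ let
\[
F_e(g)=\begin{cases}1+\cos\chi_e\sqrt{1-g^2}+g\sin\chi_e,&0\le g\le\sin\chi_e,\\ 2,&g\ge\sin\chi_e,\end{cases}
\]
so that $F_e(\sin\psi)=1+\cos(\chi_e-\psi)$ for $0\le\psi\le\chi_e$. Let $\mathcal T$ be the set of arrays $T=(T_{ij})_{i\ne j}$ with $T_{ij}\ge0$ and $\sum_jT_{ij}\le1$ for all $i$, and put
\[
f(T)=\sum_im_i\Big(1-\sum_jT_{ij}\Big)+\sum_{i<j}F_{ij}\big(\sqrt{T_{ij}T_{ji}}\big).
\]
For $y\in\mathbb R^n$ write $y\ge m$ if $y_i\ge m_i$ for all $i$, and for such $y$ put, with $t_+=\max(t,0)$,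
\[
\Phi(y)=\sum_iy_i+\sum_{i<j}\Big(1+\sqrt{\cos^2\chi_{ij}+\big(\sin\chi_{ij}-2\sqrt{y_iy_j}\big)_+^2}\,\Big).
\]
In $f$, the number $T_{ij}$ is the part of the projection $|ii\rangle\langle ii|$ that a measurement spends on the pair $\{i,j\}$ instead of on the vertex states; in $\Phi$, the number $y_i$ is the price of that projection.

\begin{theorem}\label{thm:B}
Let $n\ge2$ and let $\mathcal E$ be uniform over any LDOI basis.
\begin{enumerate}
\item $n^2\operatorname{opt}_{\mathrm{PPT}}(\mathcal E)=n^2\operatorname{opt}_{\mathrm{SEP}}(\mathcal E)=\max_{T\in\mathcal T}f(T)=\min_{y\ge m}\Phi(y)$.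
\item $\operatorname{opt}_{\mathrm{LOCC}}(\mathcal E)=\operatorname{opt}_{\mathrm{PPT}}(\mathcal E)$ if and only if some (equivalently, every) minimizer $y$ of $\Phi$ satisfies $2\sqrt{y_iy_j}\ge\sin\chi_{ij}$ for every pair $\{i,j\}$ that is not maximally entangled. In that case the optimum is attained by a finite-round LOCC protocol.
\end{enumerate}
\end{theorem}

\begin{corollary}\label{cor:C}
Call ``equality'' the statement $\operatorname{opt}_{\mathrm{LOCC}}(\mathcal E)=\operatorname{opt}_{\mathrm{PPT}}(\mathcal E)$.
\begin{enumerate}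
\item[(a)] If $\sin\chi_{ij}\le2\sqrt{m_im_j}$ for every pair that is not maximally entangled, equality holds.
\item[(b)] If no pair is maximally entangled, equality holds if and only if $\sin\chi_{ij}\le2\sqrt{m_im_j}$ for all $i<j$.
\item[(c)] If every pair is product or maximally entangled, equality holds.
\item[(d)] For $n=2$ equality always holds.
\item[(e)] For each $n\ge3$ the set of LDOI bases with a strict gap is nonempty and open in the set of LDOI bases.
\end{enumerate}
\end{corollary}

So equality holds for all LDOI bases exactly when $n=2$. By Theorem~\ref{thm:B}(1), the second inequality in \eqref{eq:chain} is always an equality. The gap therefore lies between LOCC and SEP, and no argument that uses only the separability of the POVM elements can detect it: the proof has to use the fact that Alice and Bob act one at a time. Section~\ref{sec:example} shows how on the smallest example. Sections~\ref{sec:upper} and~\ref{sec:sep} compute the PPT optimum, Sections~\ref{sec:convex} and~\ref{sec:strict} prove the strict LOCC bound and Theorem~\ref{thm:A}, and Section~\ref{sec:criterion}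 proves the criterion.

\section{LOCC measurements as trees}\label{sec:trees}

In a finite-round LOCC protocol the parties take turns. At each turn one of them applies a local instrument, that is, a finite family of completely positive maps $\mathcal I_r$ whose sum preserves the trace; the instrument may depend on all earlier messages, and the outcome $r$ is announced. A random choice, or the final choice of the guess, is treated as such a turn. The sequences of announced outcomes form a finite rooted tree, and each leaf carries a guess.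

At a node the accumulated operation is $\mathcal A\otimes\mathcal B$ with $\mathcal A,\mathcal B$ completely positive, and the node is reached with probability $\operatorname{Tr}[(\mathcal A\otimes\mathcal B)(\rho)]=\operatorname{Tr}[(A\otimes B)\rho]$, where $A=\mathcal A^*(I)\ge0$ and $B=\mathcal B^*(I)\ge0$. (If every outcome has a single Kraus operator and $K$ is the product of Alice's Kraus operators so far, then $A=K^*K$.) If Alice acts at the node with $\{\mathcal I_r\}$, the children carry $A_r=\mathcal A^*(\mathcal I_r^*(I))$, and $\sum_r\mathcal I_r^*(I)=I$ gives $\sum_rA_r=A$. Our upper bounds use only the following three properties.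
\begin{enumerate}
\item[(T1)] The root carries $(I,I)$.
\item[(T2)] The children of a node $(A,B)$ carry either $(A_r,B)$ with $\sum_rA_r=A$, or $(A,B_r)$ with $\sum_rB_r=B$.
\item[(T3)] $M_k$ is the sum of $A\otimes B$ over the leaves that guess $k$.
\end{enumerate}
Unbounded-round and limiting LOCC measurements are limits of finite-round ones. The success probability is continuous in $(M_k)$, so admitting them does not change $\operatorname{opt}_{\mathrm{LOCC}}$, and a bound that is uniform over all finite trees covers them.

The \emph{score} of a POVM is $\sum_k\langle\phi_k|M_k|\phi_k\rangle$, which is $n^2$ times the success probability. An operator $M\ge0$ assigned to the guess $\phi$ has score $\langle\phi|M|\phi\rangle$, and its \emph{diagonal} is the matrix $D_{ij}=\langle ij|M|ij\rangle$. The diagonals of the elements of a POVM, or of the leaves of a tree, add up to the all-ones matrix.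

\section{One entangled pair in $\mathbb C^3\otimes\mathbb C^3$}\label{sec:example}

Take the basis of Theorem~\ref{thm:A} with $n=3$, and write $\phi^\pm$ for the edge states of $\{1,2\}$.

\subsection{Buying coherence with diagonal weight}

Let both parties measure the computational basis. The outcomes $(i,i)$ score $\frac13$ each, the four product states are recognized, and the outcomes $(1,2)$ and $(2,1)$, assigned to $\phi^+$ and $\phi^-$, score $\cos^2\frac\chi2$ each. The total is $6+\cos\chi$.

To do better on the pair $\{1,2\}$ one needs elements with $\langle12|M|21\rangle\ne0$. The coefficients of a product vector satisfy $\eta_{12}\eta_{21}=\eta_{11}\eta_{22}$, so such an element uses up part of $|11\rangle\langle11|$ and $|22\rangle\langle22|$, which are worth $\frac13$ each. To make the trade-off explicit we first remove all unwanted off-diagonal entries. Let $i\ne j$, let $\Delta$ be the diagonal unitary with entry $\omega=e^{2\pi\mathrm i/3}$ at $j$ and $1$ elsewhere, and let $\eta=\sum_{k,l\in\{i,j\}}\eta_{kl}|kl\rangle$. The operator $\Delta\otimes\Delta$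 has the distinct eigenvalues $1,\omega,\omega^2$ on $|ii\rangle$, $H_{\{i,j\}}$, $|jj\rangle$, so averaging over its powers removes the cross terms between these spaces:
\begin{equation}\label{eq:average}
S(\eta):=\frac13\sum_{t=0}^2(\Delta\otimes\Delta)^t\,\eta\eta^*\,(\Delta\otimes\Delta)^{-t}
=|\eta_{ii}|^2|ii\rangle\langle ii|+|\eta_{jj}|^2|jj\rangle\langle jj|+\eta'\eta'^*,
\end{equation}
where $\eta'=\eta_{ij}|ij\rangle+\eta_{ji}|ji\rangle$. If $\eta$ is a product vector, $S(\eta)$ is separable.

For $\psi\in(0,\frac\pi2]$ and $\kappa=\cot\frac\psi2\ge1$ take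
\[
\eta^+=\sin\tfrac\psi2\,\big(\sqrt\kappa|1\rangle+|2\rangle\big)\otimes\big(|1\rangle+\sqrt\kappa|2\rangle\big),\qquad
\eta^-=\sin\tfrac\psi2\,\big(|1\rangle-\sqrt\kappa|2\rangle\big)\otimes\big(\sqrt\kappa|1\rangle+|2\rangle\big).
\]
Then $(\eta^+)'=\cos\frac\psi2|12\rangle+\sin\frac\psi2|21\rangle$ and $(\eta^-)'=\sin\frac\psi2|12\rangle-\cos\frac\psi2|21\rangle$ form the basis of $H_{\{1,2\}}$ with angle $\psi$ in place of $\chi$, and the coefficients at $|11\rangle$ and $|22\rangle$ have squared modulus $\kappa\sin^2\frac\psi2=\frac12\sin\psi$. Assign $S(\eta^\pm)$ to $\phi^\pm$ and measure everything else computationally. The pair scores $2\cos^2\frac{\chi-\psi}2=1+\cos(\chi-\psi)$, the vertex states score $1-\frac23\sin\psi$, and the total is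
\[
6+\cos\chi\cos\psi+\big(\sin\chi-\tfrac23\big)\sin\psi .
\]
The trade pays if and only if $\sin\chi>\frac23$. In that case the best angle has $\tan\psi=(\sin\chi-\frac23)/\cos\chi$ and the score is $6+r$; Section~\ref{sec:upper} shows that no PPT measurement does better. For the basis \eqref{eq:example} the score rises from $6.28$ to $6+\frac{\sqrt{37}}{15}\approx6.41$, with $\kappa=\frac{1+\cos\psi}{\sin\psi}=\frac{5\sqrt{37}+21}{22}$. With $n=2$ and Fourier vertex states, $\frac23$ is replaced by $1$ and the trade never pays.

\subsection{Why a protocol cannot reach these operators}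

For $A,B\ge0$ let $\alpha_i=\langle i|A|i\rangle$ and $\beta_j=\langle j|B|j\rangle$. Call $(\alpha_1+\alpha_2)(\beta_1+\beta_2)$ the \emph{weight} of $A\otimes B$ and, when it is positive, call
\[
(x,z)=\Big(\frac{\alpha_1}{\alpha_1+\alpha_2},\frac{\beta_1}{\beta_1+\beta_2}\Big)\in[0,1]^2
\]
its \emph{position}. The product terms of positive weight in the optimal measurement above lie at four positions: $|11\rangle\langle11|$ at $(1,1)$, $|22\rangle\langle22|$ at $(0,0)$, the terms of $S(\eta^+)$ at $(c,d)$ and those of $S(\eta^-)$ at $(d,c)$, where $c=\frac\kappa{1+\kappa}$ and $d=\frac1{1+\kappa}$; for \eqref{eq:example}, $c\approx0.70$. Let $K$ be this four-point set (Figure~\ref{fig:K}, left). Section~\ref{sec:strict} shows that $6+r$ minus the score of a tree is a sum of nonnegative deficits, one for each leaf, and that the deficit is positive for each leaf of positive weight outside $K$.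

In a tree, the root lies at $(\frac12,\frac12)$. By (T2), a move of Alice splits a point horizontally into points whose weighted mean is the original point, and a move of Bob does the same vertically. Suppose that all leaves of positive weight lie in $K$. Then all nodes of positive weight do, by induction from the leaves: the children of positive weight of such a node lie in $K$ and share a coordinate; no two points of $K$ share a coordinate when $\chi<\frac\pi2$, since then $\kappa>1$; so these children, and their mean, occupy one point of $K$. But the root is not in $K$. Thus no finite protocol scores $6+r$. In words: to guess $\phi^+$ Alice must tilt toward $|1\rangle$ and Bob toward $|2\rangle$, to guess $\phi^-$ they must tilt the other way, and neither can commit first.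

This argument does not exclude scores arbitrarily close to $6+r$, and the danger is real. Consider $K'=\{(1,3),(3,-1),(-1,-3),(-3,1)\}$ in the square $[-3,3]^2$ (Figure~\ref{fig:K}, right). No two of its points share a coordinate. Yet $(1,1)$ is the midpoint of $(1,3)$ and $(1,-1)$, the point $(1,-1)$ is the midpoint of $(3,-1)$ and $(-1,-1)$, and so on around the inner square; $N$ successive splits starting at $(1,1)$ put a fraction $1-2^{-N}$ of the weight on $K'$. To prove a gap we need a quantity that controls all trees at once. A function $G(x,z)$ that is convex in each variable has a weighted sum that cannot decrease under a split. If $G$ is positive at the root and negative on $K$, a fixed amount of weight must end away from $K$, whatever the depth of the tree. Section~\ref{sec:convex} constructs such a $G$.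

\begin{figure}[t]
\centering
\begin{tikzpicture}[scale=4]
\fill[gray!20] (0.3,0.3) rectangle (0.85,0.85);
\draw (0,0) rectangle (1,1);
\draw[dashed] (0,0.85)--(0.85,0.85)--(0.85,0);
\fill (0,0) circle (0.016) (1,1) circle (0.016) (0.7,0.3) circle (0.016) (0.3,0.7) circle (0.016);
\draw[fill=white] (0.5,0.5) circle (0.016);
\node[below] at (0.7,0.29) {\small $(c,d)$};
\node[left] at (0.29,0.7) {\small $(d,c)$};
\node[above] at (0.5,0.51) {\small root};
\node[below] at (0.85,0) {\small $c_1$};
\node[below] at (0,0) {\small $(0,0)$};
\node[above] at (1,1) {\small $(1,1)$};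
\begin{scope}[shift={(2,0.5)},scale=0.1667]
\draw[gray] (-3,-3) rectangle (3,3);
\draw (1,3)--(1,-1) (3,-1)--(-1,-1) (-1,-3)--(-1,1) (-3,1)--(1,1);
\fill (1,3) circle (0.1) (3,-1) circle (0.1) (-1,-3) circle (0.1) (-3,1) circle (0.1);
\draw[fill=white] (1,1) circle (0.1) (1,-1) circle (0.1) (-1,-1) circle (0.1) (-1,1) circle (0.1);
\end{scope}
\end{tikzpicture}
\caption{A move of Alice splits a point of the square horizontally, a move of Bob vertically, preserving the weighted mean. Left: the four loss-free positions (black) cannot be approached from the root $(\frac12,\frac12)$; the function that proves this (Lemma~\ref{lem:G}) starts from a product that is positive on the shaded region and is changed beyond the dashed line. Right: four black points, no two on a horizontal or vertical line, that can be approached from a white point, since each white point is the midpoint of a black point and the next white point.}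
\label{fig:K}
\end{figure}

\section{Prices and an upper bound for PPT measurements}\label{sec:upper}

Attach a price to each vector $|ij\rangle$ and charge an operator $M$ the priced sum of its diagonal entries. Since the diagonals of a POVM add up to the all-ones matrix, every POVM pays the same total. If no PPT operator scores more than it pays, this total bounds the score. We take the prices $y_i\ge m_i$ of the vectors $|ii\rangle$ as free parameters. For $e=\{i,j\}$ put
\[
s_e=2\sqrt{y_iy_j}>0,\qquad r_e=\sqrt{\cos^2\chi_e+(\sin\chi_e-s_e)_+^2},\qquad w_e=\tfrac12(1+r_e),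
\]
and give both $|ij\rangle$ and $|ji\rangle$ the price $w_e$. The reason for this choice is that $w_e$ is the largest eigenvalue of
\begin{equation}\label{eq:W}
\begin{pmatrix}a_e^2&\frac12(\sin\chi_e-s_e)_+\\[2pt] \frac12(\sin\chi_e-s_e)_+&b_e^2\end{pmatrix},
\end{equation}
whose eigenvalues are $\frac12(1\pm r_e)$ because $a_e^2+b_e^2=1$ and $a_e^2-b_e^2=\cos\chi_e$. This matrix is the quadratic form of the edge score after the part $s_e$ of the coherence term has been charged to $|ii\rangle$ and $|jj\rangle$. Note that $w_e\ge a_e^2\ge\frac12$. The price of an operator with diagonal $D$ is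
\[
L_y(D)=\sum_iy_iD_{ii}+\sum_{i<j}w_{ij}(D_{ij}+D_{ji}),
\]
and the all-ones matrix has price $\Phi(y)$.

\begin{lemma}\label{lem:upper}
Let $y\ge m$, and let $M\ge0$ satisfy $M^\Gamma\ge0$ and have diagonal $D$. Then for all $k$ and all pairs $e=\{i,j\}$,
\begin{align}
\langle v_k|M|v_k\rangle&\le\sum_im_iD_{ii}+\sum_{i<j}\tfrac12(D_{ij}+D_{ji}),\label{eq:vertex}\\
\langle\phi_e^\pm|M|\phi_e^\pm\rangle&\le y_iD_{ii}+y_jD_{jj}+w_e(D_{ij}+D_{ji}).\label{eq:edge}
\end{align}
Consequently $n^2\operatorname{opt}_{\mathrm{PPT}}(\mathcal E)\le\Phi(y)$.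
\end{lemma}

\begin{proof}
A positive semidefinite matrix $N$ satisfies $|N_{\mu\nu}|^2\le N_{\mu\mu}N_{\nu\nu}$. The operators $M$ and $M^\Gamma$ have the same diagonal, and $\langle ij|M|ji\rangle=\langle ii|M^\Gamma|jj\rangle$, $\langle ii|M|jj\rangle=\langle ij|M^\Gamma|ji\rangle$. Hence for $i\ne j$
\begin{equation}\label{eq:minors}
|\langle ij|M|ji\rangle|\le\min\big(\sqrt{D_{ij}D_{ji}},\sqrt{D_{ii}D_{jj}}\big),\qquad
|\langle ii|M|jj\rangle|\le\sqrt{D_{ij}D_{ji}} .
\end{equation}
This is the only use of the PPT condition.

The $k$th row of $U$ is a unit vector, so $2|U_{ki}||U_{kj}|\le|U_{ki}|^2+|U_{kj}|^2\le1$, and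
\[
\langle v_k|M|v_k\rangle\le\sum_i|U_{ki}|^2D_{ii}+\sum_{i<j}2|U_{ki}||U_{kj}|\sqrt{D_{ij}D_{ji}}
\le\sum_im_iD_{ii}+\sum_{i<j}\tfrac12(D_{ij}+D_{ji}).
\]

For an edge state fix $i<j$, drop the index $e$, and write $P=D_{ij}$, $Q=D_{ji}$, $X=D_{ii}$, $Y=D_{jj}$, $C=|\langle ij|M|ji\rangle|$. Then $\langle\phi^+|M|\phi^+\rangle\le a^2P+b^2Q+C\sin\chi$. Split $\sin\chi\le s+(\sin\chi-s)_+$ and use one bound of \eqref{eq:minors} for each part:
\[
sC\le2\sqrt{y_iX\,y_jY}\le y_iX+y_jY,\qquad
a^2P+b^2Q+(\sin\chi-s)_+\sqrt{PQ}\le w(P+Q),
\]
where the last inequality is the eigenvalue bound for \eqref{eq:W} at the vector $(\sqrt P,\sqrt Q)$. For $\phi^-$ exchange $P$ and $Q$.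

Since $y_i\ge m_i$ and $w_e\ge\frac12$, the right-hand sides of \eqref{eq:vertex} and \eqref{eq:edge} are at most $L_y(D)$. Summing over the elements of a PPT measurement gives the bound $\Phi(y)$.
\end{proof}

\section{Separable measurements and the PPT optimum}\label{sec:sep}

The construction of Section~\ref{sec:example} extends to all pairs at once and to unequal contributions of $|ii\rangle$ and $|jj\rangle$.

\begin{lemma}\label{lem:sep}
Let $T\in\mathcal T$. Suppose that for every pair $e=\{i,j\}$ we have $T_{ij}=0\iff T_{ji}=0$ and $g_e:=\sqrt{T_{ij}T_{ji}}\le\sin\chi_e$. Then some POVM with separable elements has score $f(T)$.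
\end{lemma}

\begin{proof}
For each $e=\{i,j\}$, $i<j$, we construct separable $M_e^\pm$, assigned to $\phi_e^\pm$, with total score $F_e(g_e)$ and
\begin{equation}\label{eq:sum}
M_e^++M_e^-=T_{ij}|ii\rangle\langle ii|+T_{ji}|jj\rangle\langle jj|+|ij\rangle\langle ij|+|ji\rangle\langle ji| .
\end{equation}
If $g_e=0$, then $T_{ij}=T_{ji}=0$ by hypothesis; take $M_e^+=|ij\rangle\langle ij|$ and $M_e^-=|ji\rangle\langle ji|$, with score $2a_e^2=F_e(0)$. If $g_e>0$, write $g_e=\sin\psi$ with $0<\psi\le\chi_e$, put $\kappa=\cot\frac\psi2$, $\lambda=(T_{ij}/T_{ji})^{1/4}$, $\theta=\theta_e$, and let $M_e^\pm=S(\eta^\pm)$ as in \eqref{eq:average} with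
\begin{align*}
\eta^+&=\sin\tfrac\psi2\,\big(\sqrt{\kappa\lambda}\,|i\rangle+e^{\mathrm i\theta}\sqrt{1/\lambda}\,|j\rangle\big)\otimes\big(\sqrt\lambda\,|i\rangle+\sqrt{\kappa/\lambda}\,|j\rangle\big),\\
\eta^-&=\sin\tfrac\psi2\,\big(\sqrt\lambda\,|i\rangle-e^{\mathrm i\theta}\sqrt{\kappa/\lambda}\,|j\rangle\big)\otimes\big(\sqrt{\kappa\lambda}\,|i\rangle+\sqrt{1/\lambda}\,|j\rangle\big).
\end{align*}
In both vectors the coefficients at $|ii\rangle$ and $|jj\rangle$ have squared moduli $\lambda^2g_e/2=T_{ij}/2$ and $\lambda^{-2}g_e/2=T_{ji}/2$. The vectors $(\eta^+)'=\cos\frac\psi2|ij\rangle+e^{\mathrm i\theta}\sin\frac\psi2|ji\rangle$ and $(\eta^-)'=\sin\frac\psi2|ij\rangle-e^{\mathrm i\theta}\cos\frac\psi2|ji\rangle$ form an orthonormal basis of $H_e$, which gives \eqref{eq:sum}. Each has overlap $\cos\frac{\chi_e-\psi}2$ with the corresponding edge state, so the score is $1+\cos(\chi_e-\psi)=F_e(g_e)$.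

The identity minus the sum of \eqref{eq:sum} over all pairs is $\sum_i(1-\sum_jT_{ij})|ii\rangle\langle ii|\ge0$. Assign the $i$th term to a vertex state $v_k$ with $|U_{ki}|^2=m_i$. The total score is $f(T)$.
\end{proof}

It remains to match the lower bound $f$ with the upper bound $\Phi$. At fixed prices the pairs decouple, and each solves the following problem.

\begin{lemma}\label{lem:one}
Let $y\ge m$ and $e=\{i,j\}$, and drop the index $e$.
\begin{enumerate}
\item[(i)] $\max_{g\ge0}[F(g)-sg]=1+r$, and every maximizer lies in $[0,\sin\chi]$. If $s<\sin\chi$, the unique maximizer is $g=(\sin\chi-s)/r$. If $s\ge\sin\chi$ and $\chi<\frac\pi2$, the unique maximizer is $g=0$.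
\item[(ii)] $\max_{t,t'\ge0}[F(\sqrt{tt'})-y_it-y_jt']=1+r$, and at every maximizer $y_it=y_jt'$ and $g=\sqrt{tt'}$ is a maximizer in \textup{(i)}.
\end{enumerate}
\end{lemma}

\begin{proof}
(i) On $[\sin\chi,\infty)$ the function $F(g)-sg=2-sg$ is strictly decreasing, so it suffices to consider $g=\sin\psi$ with $\psi\in[0,\chi]$, where
\[
F(g)-sg=1+\cos\chi\cos\psi+(\sin\chi-s)\sin\psi .
\]
If $s\ge\sin\chi$, this is at most $1+\cos\chi=1+r$, with equality at $\psi=0$, and only there when $\cos\chi>0$. If $s<\sin\chi$, the Cauchy--Schwarz inequality bounds it by $1+r$, with equality exactly when $(\cos\psi,\sin\psi)=(\cos\chi,\sin\chi-s)/r$. This angle lies in $[0,\chi]$: for $\chi<\frac\pi2$ we have $\tan\psi=(\sin\chi-s)/\cos\chi<\tan\chi$, and for $\chi=\frac\pi2$ we have $\psi=\chi$.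

(ii) We have $y_it+y_jt'\ge s\sqrt{tt'}$ with equality exactly when $y_it=y_jt'$, and each $g\ge0$ equals $\sqrt{tt'}$ for some such $t,t'$.
\end{proof}

The formula for $f$ makes sense for all arrays $T\ge0$, and collecting terms gives, for every $y\ge m$,
\begin{equation}\label{eq:lagrange}
f(T)+\sum_i(y_i-m_i)\Big(1-\sum_jT_{ij}\Big)=\sum_iy_i+\sum_{i<j}\Big[F_{ij}\big(\sqrt{T_{ij}T_{ji}}\big)-y_iT_{ij}-y_jT_{ji}\Big].
\end{equation}
By Lemma~\ref{lem:one}(ii), the maximum of \eqref{eq:lagrange} over $T\ge0$ is $\Phi(y)$. So $\Phi$ is the Lagrange dual function of the problem $\max_{\mathcal T}f$, with multipliers $y_i-m_i$. We use the following form of the existence theorem for multipliers \cite[Thm.~28.2]{Rock}: let $f$ be a concave real function on a convex set $\Omega\subset\mathbb R^N$ and let $\ell_1,\dots,\ell_n$ be affine; if $V=\sup\{f(T):T\in\Omega,\ \ell_i(T)\ge0\ \forall i\}$ is finite and some interior point of $\Omega$ has $\ell_i>0$ for all $i$, then there are $\mu_i\ge0$ with $V=\sup_{T\in\Omega}[f(T)+\sum_i\mu_i\ell_i(T)]$.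

\begin{proposition}\label{prop:dual}
We have $\max_{\mathcal T}f=\min_{y\ge m}\Phi=:V$, both attained. If $T$ is any maximizer and $y$ any minimizer, then
\begin{enumerate}
\item[(i)] $(y_i-m_i)(1-\sum_jT_{ij})=0$ for all $i$, and
\item[(ii)] for each pair, $y_iT_{ij}=y_jT_{ji}$ and $\sqrt{T_{ij}T_{ji}}$ maximizes $F_{ij}(g)-s_{ij}g$ over $g\ge0$.
\end{enumerate}
\end{proposition}

\begin{proof}
Each $F_e$ is continuous on $[0,\infty)$, since the first formula gives $2$ at $g=\sin\chi_e$. Its slope $\sin\chi_e-\cos\chi_e\,g/\sqrt{1-g^2}$ on $[0,\sin\chi_e)$ is nonincreasing and nonnegative, and it is constant afterwards; so $F_e$ is concave and nondecreasing. The function $\sqrt{tt'}=\inf_{\lambda>0}\frac12(\lambda t+t'/\lambda)$ is concave on $[0,\infty)^2$. A nondecreasing concave function of a concave function is concave, so $f$ is concave and continuous on $\Omega=\{T\ge0\}$, and it attains its maximum $V$ on the compact set $\mathcal T$. The point $T_{ij}=\frac1{2n}$ is interior to $\Omega$ and satisfies $\ell_i(T):=1-\sum_jT_{ij}>0$. The theorem quoted above yields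 $\mu\ge0$ with $V=\Phi(m+\mu)$. For any $y\ge m$ and any maximizer $T$,
\begin{equation}\label{eq:sandwich}
V=f(T)\le f(T)+\sum_i(y_i-m_i)\Big(1-\sum_jT_{ij}\Big)\le\Phi(y).
\end{equation}
Hence $V=\min\Phi$. If $y$ is a minimizer, both inequalities in \eqref{eq:sandwich} are equalities. The first gives (i). By \eqref{eq:lagrange}, the second says that every bracket is maximal, and Lemma~\ref{lem:one}(ii) gives (ii).
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:B}(1)]
Lemma~\ref{lem:upper} at a minimizer $y$ and \eqref{eq:chain} give $n^2\operatorname{opt}_{\mathrm{SEP}}\le n^2\operatorname{opt}_{\mathrm{PPT}}\le V$. Let $T$ be a maximizer of $f$. By Proposition~\ref{prop:dual}(ii) and $y_i,y_j>0$ we have $T_{ij}=0\iff T_{ji}=0$, and by Lemma~\ref{lem:one}(i) we have $\sqrt{T_{ij}T_{ji}}\le\sin\chi_{ij}$. Lemma~\ref{lem:sep} gives a separable measurement with score $f(T)=V$.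
\end{proof}

\section{A separately convex function}\label{sec:convex}

A function $G:[0,1]^2\to\mathbb R$ is \emph{separately convex} if $G(\cdot,z)$ and $G(x,\cdot)$ are convex for all $x,z$. Products $u(x)v(z)$ of nonnegative convex functions, products of affine functions, and maxima of separately convex functions are separately convex.

\begin{lemma}\label{lem:G}
Let $0<d<c<1$ and $K=\{(0,0),(1,1),(c,d),(d,c)\}$. There is a continuous separately convex function $G$ on $[0,1]^2$ with $G<0$ on $K$ and $G(\frac12,\frac12)>0$.
\end{lemma}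

\begin{proof}
The map $(x,z)\mapsto(1-x,1-z)$ preserves separate convexity, fixes $(\frac12,\frac12)$, and carries $K$ to the set of the same form with parameters $c'=1-d>d'=1-c$. Since $d<c$, either $d<\frac12$ or $d'<\frac12$; so we may assume $d<\frac12$.

The function $G_1(x,z)=(x-d)_+(z-d)_+$ vanishes at $(0,0)$, $(c,d)$, $(d,c)$ and is positive at $(\frac12,\frac12)$. Its defect is that $G_1(1,1)>0$. We therefore replace it near $(1,1)$ by a function that vanishes there, is nonpositive on $[0,c]^2$, and dominates $G_1$ along a curve that separates $(1,1)$ from the other points. Choose $c_1$ with $\max(c,\frac12)<c_1<1$, and put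
\[
G_2(x,z)=\Lambda\max\{(x-c)(1-z),\,(z-c)(1-x)\},\qquad\Lambda=\frac2{(c_1-c)(1-c_1)} .
\]
Both $G_1$ and $G_2$ are continuous and separately convex. On the set $\Sigma=\{\max(x,z)=c_1\}$ we have $G_2\ge2>1\ge G_1$: if $x=c_1\ge z$, then $(x-c)(1-z)\ge(c_1-c)(1-c_1)$, and the case $z=c_1\ge x$ is symmetric. Define $G_0=\max(G_1,G_2)$ on $[0,c_1]^2$ and $G_0=G_2$ elsewhere. On the open set $\{\max(x,z)<c_1\}$ we have $G_0=\max(G_1,G_2)$, and on the open set $\{\max(x,z)>c_1\}\cup\{G_2>G_1\}$, which contains $\Sigma$, we have $G_0=G_2$. These sets cover the square. So $G_0$ is continuous, and its restriction to an axis-parallel segment is convex near each point; a function on an interval that is convex near each point is convex. Thus $G_0$ is separately convex.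

At $(0,0)$, $(c,d)$, $(d,c)\in[0,c]^2$ we have $G_1=0$ and $G_2\le0$, so $G_0=0$; and $G_0(1,1)=G_2(1,1)=0$. Since $c_1>\frac12$, $G_0(\frac12,\frac12)\ge G_1(\frac12,\frac12)=(\frac12-d)^2>0$. Take $G=G_0-\frac12(\frac12-d)^2$.
\end{proof}

\begin{remark}
The conclusion depends on the arrangement of the four points. For the set $K'$ of Section~\ref{sec:example}, let $G$ be separately convex and negative on $K'$, and let $\mu$ be the largest value of $G$ at the four corners $(\pm1,\pm1)$. The corner that attains $\mu$ is the midpoint of a point $p\in K'$ and another corner, so $\mu\le\frac12G(p)+\frac12\mu$ and $\mu\le G(p)<0$.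
\end{remark}

\section{A strict bound for LOCC measurements}\label{sec:strict}

\begin{proposition}\label{prop:strict}
Let $y\ge m$. Suppose that some pair $e_0=\{i,j\}$ satisfies $0<\chi_{e_0}<\frac\pi2$ and $2\sqrt{y_iy_j}<\sin\chi_{e_0}$. Then $n^2\operatorname{opt}_{\mathrm{LOCC}}(\mathcal E)<\Phi(y)$.
\end{proposition}

\begin{proof}
Relabel the indices so that $e_0=\{1,2\}$, and write $\chi,a,b,s,r,w,\phi^\pm$ for the quantities of this pair. The hypotheses give $r>\cos\chi>0$, hence
\begin{equation}\label{eq:wab}
w>\tfrac12,\qquad w-a^2=\tfrac{r-\cos\chi}2>0,\qquad w-b^2=\tfrac{r+\cos\chi}2>0,\qquad (w-a^2)(w-b^2)=\tfrac14(\sin\chi-s)^2 .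
\end{equation}

\emph{Step 1: the deficit of a leaf.} Consider a leaf $(A,B)$ of a finite tree, with $\alpha_i,\beta_j$ as in Section~\ref{sec:example}. The operator $M=A\otimes B$ is PPT and has diagonal $D_{ij}=\alpha_i\beta_j$. Its \emph{deficit} is $L_y(D)$ minus its score; the score of the tree is $\Phi(y)$ minus the sum of the deficits. Put
\[
P=\alpha_1\beta_2,\qquad Q=\alpha_2\beta_1,\qquad X=\alpha_1\beta_1,\qquad Y=\alpha_2\beta_2,
\]
so that $PQ=XY$. We bound the deficit from below for each possible guess.
\begin{itemize}
\item A vertex state: by \eqref{eq:vertex}, the deficit is at least $\delta_0:=(w-\frac12)(P+Q)$.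
\item An edge state of a pair $e\ne\{1,2\}$: the right side of \eqref{eq:edge} for $e$ is a part of $L_y(D)$ that omits the term $w(P+Q)$, so the deficit is at least $w(P+Q)\ge\delta_0$.
\item The state $\phi^+$: the score is at most $a^2P+b^2Q+\sin\chi\sqrt{PQ}$ by \eqref{eq:minors}, so the deficit is at least $y_1X+y_2Y+(w-a^2)P+(w-b^2)Q-\sin\chi\sqrt{PQ}$. Writing $\sin\chi\sqrt{PQ}=s\sqrt{XY}+(\sin\chi-s)\sqrt{PQ}$ and using \eqref{eq:wab}, this equals
\[
\delta_+:=\big(\sqrt{y_1X}-\sqrt{y_2Y}\big)^2+\big(\sqrt{(w-a^2)P}-\sqrt{(w-b^2)Q}\big)^2 .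
\]
\item The state $\phi^-$: the deficit is at least $\delta_-$, obtained from $\delta_+$ by exchanging $P$ and $Q$.
\end{itemize}
So every deficit is at least $\delta=\min(\delta_0,\delta_+,\delta_-)\ge0$, a continuous function of $(\alpha_1,\alpha_2)$ and $(\beta_1,\beta_2)$ that is homogeneous of degree $1$ in each. It is therefore the weight times a continuous function of the position, which we also denote $\delta(x,z)$ and obtain by setting $P=x(1-z)$, $Q=(1-x)z$, $X=xz$, $Y=(1-x)(1-z)$.

\emph{Step 2: the zero set of $\delta$ on $[0,1]^2$.} We have $\delta_0=0$ if and only if $P=Q=0$, that is, at $(0,0)$ and $(1,1)$. Next, $\delta_+=0$ if and only if $y_1X=y_2Y$ and $(w-a^2)P=(w-b^2)Q$. This cannot happen on the boundary of the square: there one of $P,Q$ vanishes, hence both by \eqref{eq:wab}, so the point is $(0,0)$ or $(1,1)$, where exactly one of $y_1X$, $y_2Y$ is zero. In the interior put $\xi=\frac x{1-x}$ and $\zeta=\frac z{1-z}$. Then $X/Y=\xi\zeta$ and $P/Q=\xi/\zeta$, and the two equations read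
\[
\xi\zeta=\gamma^2:=\frac{y_2}{y_1},\qquad \frac\xi\zeta=\kappa^2:=\frac{r+\cos\chi}{r-\cos\chi}>1 .
\]
The unique solution is $\xi=\gamma\kappa$, $\zeta=\gamma/\kappa$, that is, $(x,z)=(c,d)$ with
\[
c=\frac{\gamma\kappa}{1+\gamma\kappa},\qquad d=\frac{\gamma/\kappa}{1+\gamma/\kappa},\qquad 0<d<c<1 .
\]
Exchanging $x$ and $z$ exchanges $P$ and $Q$ and fixes $X,Y$, so $\delta_-=0$ exactly at $(d,c)$. The zero set of $\delta$ is the set $K$ of Lemma~\ref{lem:G}.

\emph{Step 3: comparison with $G$.} Take $G$ from Lemma~\ref{lem:G}. The set $\{G\ge0\}$ is compact, nonempty and disjoint from $K$, so $\delta$ has a positive minimum on it. Dividing this minimum by $\max G>0$ gives $\varepsilon>0$ with $\varepsilon G\le\delta$ on $\{G\ge0\}$, and the inequality is trivial where $G<0$. For a node $(A,B)$ let $\hat G(A,B)$ be its weight times $G$ at its position, and $0$ if the weight is $0$. By homogeneity, the deficit of every leaf is at least $\varepsilon\hat G$.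

\emph{Step 4: monotonicity along the tree.} Let Alice move at a node $(A,B)$ of positive weight and position $(x,z)$, with children $(A_r,B)$. By (T2), $\alpha_i=\sum_r\alpha_i^r$. The numbers $\pi_r=(\alpha^r_1+\alpha^r_2)/(\alpha_1+\alpha_2)$ sum to $1$, the children with $\pi_r>0$ have positions $(x_r,z)$, and $x=\sum_r\pi_rx_r$. Convexity in the first variable gives $G(x,z)\le\sum_r\pi_rG(x_r,z)$; multiplying by the weight of the node gives $\hat G(A,B)\le\sum_r\hat G(A_r,B)$. If the node has weight $0$, so do its children, and both sides vanish. Moves of Bob use convexity in the second variable. By induction and (T1), the sum of $\hat G$ over the leaves is at least $\hat G(I,I)=4G(\frac12,\frac12)$.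

Therefore every finite-round LOCC measurement has score at most $\Phi(y)-4\varepsilon G(\frac12,\frac12)$, and neither $\varepsilon$ nor $G$ depends on the protocol.
\end{proof}

\begin{remark}\label{rem:hyp}
Both hypotheses shape the zero set. If $s\ge\sin\chi$, then $w=a^2$, the leaves $|12\rangle\langle12|$ and $|21\rangle\langle21|$ have no deficit, and the positions $(1,0)$ and $(0,1)$ become loss-free; the root reaches the four corners in two moves. If $\chi=\frac\pi2$ and $s<1$, then $\kappa=1$ and $c=d=\frac\gamma{1+\gamma}$: the two tilts coincide, and for $y_1=y_2$ the root itself lies in the zero set.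
\end{remark}

\begin{proof}[Proof of Theorem~\ref{thm:A}]
All $m_i$ equal $\frac1n$; take $y=m$, so $s_e=\frac2n$ for all $e$. The $\binom n2-1$ product pairs have $r_e=1$, and $r_{12}=r$. Hence $\Phi(y)=1+(1+r)+n(n-1)-2=n(n-1)+r$, and Lemma~\ref{lem:upper} gives $n^2\operatorname{opt}_{\mathrm{PPT}}\le n(n-1)+r$. Let $T_{12}=T_{21}=g:=(\sin\chi-\frac2n)/r$ and let all other $T_{ij}$ vanish. By Lemma~\ref{lem:one}(i), $0<g\le\sin\chi$ and $F_{12}(g)-\frac2ng=1+r$. So $T\in\mathcal T$, and Lemma~\ref{lem:sep} gives a separable measurement with score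
\[
f(T)=1-\tfrac2ng+F_{12}(g)+n(n-1)-2=n(n-1)+r .
\]
Finally $2\sqrt{y_1y_2}=\frac2n<\sin\chi$, so Proposition~\ref{prop:strict} gives $n^2\operatorname{opt}_{\mathrm{LOCC}}<\Phi(y)=n^2\operatorname{opt}_{\mathrm{PPT}}$. An angle $\chi<\frac\pi2$ with $\sin\chi>\frac2n$ exists because $n\ge3$.
\end{proof}

\section{The criterion for equality}\label{sec:criterion}

\begin{proof}[Proof of Theorem~\ref{thm:B}(2)]
Suppose that some minimizer $y$ has $2\sqrt{y_iy_j}<\sin\chi_{ij}$ for a pair that is not maximally entangled. Then $0<\chi_{ij}<\frac\pi2$, and Proposition~\ref{prop:strict} with part (1) gives $n^2\operatorname{opt}_{\mathrm{LOCC}}<\Phi(y)=n^2\operatorname{opt}_{\mathrm{PPT}}$.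

Conversely, let some minimizer $y$ satisfy the condition, let $T$ be a maximizer of $f$, and let $E_1$ be the set of maximally entangled pairs. For $\{i,j\}\notin E_1$, Proposition~\ref{prop:dual}(ii) and Lemma~\ref{lem:one}(i) give $T_{ij}T_{ji}=0$ and $y_iT_{ij}=y_jT_{ji}$, hence
\begin{equation}\label{eq:Tzero}
T_{ij}=T_{ji}=0\qquad\text{for }\{i,j\}\notin E_1 .
\end{equation}
So diagonal weight is spent only on pairs in $E_1$. Their edge states are $(|ij\rangle\pm e^{\mathrm i\theta_e}|ji\rangle)/\sqrt2$, they differ only in a relative sign, and this sign is the product of two signs that Alice and Bob can measure separately. Alice distributes the weights $T_{ij}$ beforehand by a diagonal measurement. The protocol is as follows.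
\begin{enumerate}
\item Alice measures $\{R_0\}\cup\{R_e\}_{e\in E_1}$ with Kraus operators $\sqrt{R_0}$, $\sqrt{R_e}$, where
\[
R_{\{i,j\}}=T_{ij}|i\rangle\langle i|+T_{ji}|j\rangle\langle j|,\qquad R_0=\sum_i\Big(1-\sum_jT_{ij}\Big)|i\rangle\langle i| .
\]
These operators sum to $I$ by \eqref{eq:Tzero}.
\item After $R_0$, both measure the computational basis. On $(l,l)$ they guess a $v_k$ with $|U_{kl}|^2=m_l$. On $(l,k)$ with $l\ne k$ they guess the edge state whose squared overlap with $|lk\rangle$ is $a_{lk}^2$.
\item After $R_e$ with $e=\{i,j\}$, $i<j$, Bob measures $\{\Pi_e\}\cup\{|k\rangle\langle k|\}_{k\notin e}$ with $\Pi_e=|i\rangle\langle i|+|j\rangle\langle j|$. On outcome $k$, Alice measures the computational basis, obtains $l\in e$, and they guess as in the previous step for $(l,k)$. On outcome $\Pi_e$, Alice measures the basis $(|i\rangle+\sigma e^{\mathrm i\theta_e}|j\rangle)/\sqrt2$, Bob measures the basis $(|i\rangle+\tau|j\rangle)/\sqrt2$, with $\sigma,\tau=\pm1$, and they guess $(|ij\rangle+\sigma\tau e^{\mathrm i\theta_e}|ji\rangle)/\sqrt2$.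
\end{enumerate}
There are three kinds of leaves. The leaves $(l,l)$ occur only after $R_0$ and score $\sum_lm_l(1-\sum_jT_{lj})$ in total.

The leaf $(\sigma,\tau)$ after $(R_e,\Pi_e)$ carries $\eta\eta^*$ with
\[
\eta=\tfrac12\big(\sqrt{T_{ij}}\,|i\rangle+\sigma e^{\mathrm i\theta_e}\sqrt{T_{ji}}\,|j\rangle\big)\otimes\big(|i\rangle+\tau|j\rangle\big).
\]
Its overlap with the guessed state is $\frac1{2\sqrt2}\big(\tau\sqrt{T_{ij}}+\sigma\tau\cdot\sigma\sqrt{T_{ji}}\big)$, of square $\frac18(\sqrt{T_{ij}}+\sqrt{T_{ji}})^2$. The four leaves score $\frac12(T_{ij}+T_{ji})+\sqrt{T_{ij}T_{ji}}$.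

The leaves $(l,k)$ with $l\ne k$ carry multiples of $|lk\rangle\langle lk|$: the coefficient is $1-\sum_jT_{lj}$ after $R_0$, and $T_{lj}$ after $R_{\{l,j\}}$ for $j\ne k$. With \eqref{eq:Tzero} the coefficients add up to $1-T_{lk}$, and these leaves score $a_{lk}^2(1-T_{lk})$.

A pair in $E_1$ has $a_{ij}^2=\frac12$ and contributes
\[
\tfrac12(2-T_{ij}-T_{ji})+\tfrac12(T_{ij}+T_{ji})+\sqrt{T_{ij}T_{ji}}=1+\sqrt{T_{ij}T_{ji}}=F_{ij}\big(\sqrt{T_{ij}T_{ji}}\big),
\]
because $F_{ij}(g)=1+g$ on $[0,1]$. Any other pair contributes $2a_{ij}^2=F_{ij}(0)$. The total is $f(T)=n^2\operatorname{opt}_{\mathrm{PPT}}$.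

A minimizer that violates the condition forces strict inequality and one that satisfies it forces equality, so the two kinds cannot coexist; minimizers exist by Proposition~\ref{prop:dual}. Hence ``some'' and ``every'' are equivalent.
\end{proof}

\begin{proof}[Proof of Corollary~\ref{cor:C}]
(a) Every minimizer has $y\ge m$, so $2\sqrt{y_iy_j}\ge2\sqrt{m_im_j}\ge\sin\chi_{ij}$.

(b) One direction is (a). If equality holds, a minimizer $y$ satisfies $2\sqrt{y_iy_j}\ge\sin\chi_{ij}$ for all pairs, and \eqref{eq:Tzero} with $E_1=\emptyset$ shows that the maximizer of $f$ is $T=0$. Proposition~\ref{prop:dual}(i) then gives $y=m$.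

(c) Product pairs have $\sin\chi_{ij}=0$, so (a) applies.

(d) For $n=2$ we have $m_1,m_2\ge\frac12$, so $2\sqrt{m_1m_2}\ge1\ge\sin\chi_{12}$, and (a) applies.

(e) The set is nonempty by Theorem~\ref{thm:A}. Since $0\le M_k\le I$, we have $|\operatorname{Tr}M_k(\rho_k-\rho_k')|\le\|\rho_k-\rho_k'\|_1$ (trace norm) for every POVM, so both optima are continuous functions of the basis, and the set where their difference is positive is open.
\end{proof}

In part (b) the hypothesis cannot be dropped, and this is why the criterion is stated in terms of $y$ and not of $m$: maximally entangled pairs can use up the diagonal weight and raise its price, until a partially entangled pair no longer profits from it.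

\begin{example}
Let $n=3$ with $m_i=\frac13$, let $\{1,2\}$ and $\{1,3\}$ be maximally entangled, and let $\chi=\chi_{23}$ satisfy $\frac23<\sin\chi\le\frac1{\sqrt2}$. Then $\sin\chi_{23}>2\sqrt{m_2m_3}$. Take $T_{12}=T_{13}=\frac12$, $T_{21}=T_{31}=1$, $T_{23}=T_{32}=0$, and $y=\big(\frac1{\sqrt2},\frac1{2\sqrt2},\frac1{2\sqrt2}\big)\ge m$. We find $f(T)=2\big(1+\frac1{\sqrt2}\big)+1+\cos\chi$. Also $s_{12}=s_{13}=1$ and $s_{23}=\frac1{\sqrt2}\ge\sin\chi$, so $\Phi(y)=\sqrt2+1+1+(1+\cos\chi)=f(T)$. By Theorem~\ref{thm:B}(1), $y$ is a minimizer; it satisfies the condition of Theorem~\ref{thm:B}(2), and $9\operatorname{opt}_{\mathrm{LOCC}}=9\operatorname{opt}_{\mathrm{PPT}}=3+\sqrt2+\cos\chi$.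
\end{example}

\begin{thebibliography}{9}

\bibitem{JR}
Nathaniel Johnston and Vincent Russo,
\emph{Distinguishability of locally diagonal orthogonally invariant quantum states},
arXiv:2604.12808 (2026).

\bibitem{Rock}
Rockafellar, \emph{Convex Analysis}.

\end{thebibliography}
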